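# Embedded eigenvalues on the lattice: potentials decaying faster than $1/|n|$

Take a particle hopping on the lattice $\mathbb Z^d$ in a potential that tends to zero at infinity. Can it have a square summable bound state whose energy lies inside the continuous band of the free motion? We ask how fast the potential must decay for the answer to be no. We begin in dimension one, where everything fits in a few lines, and then see what is lost when $d\ge2$.

## 1. Dimension one: an amplitude that cannot decay fast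

On $\ell^2(\mathbb Z)$ let $(H_Vu)(n)=-u(n+1)-u(n-1)+V_nu(n)$ with $V$ real. The free operator has spectrum $[-2,2]$: on the wave $e^{i\theta n}$ it acts as multiplication by $-2\cos\theta$.

**Proposition 1 (dimension one).** If $V_n=o(|n|^{-1})$, then $H_V$ has no eigenvalue in $(-2,2)$.

**Proof.** Let $H_Vu=Eu$ with $u\in\ell^2$, $u\neq0$, and write $-E/2=\cos\theta$ with $\theta\in(0,\pi)$. Since $V$ and $E$ are real, we may take $u$ real. The equation reads $u(n+1)+u(n-1)=(2\cos\theta+V_n)u(n)$. Put $z_n=u(n)-e^{-i\theta}u(n-1)$. Then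
$$z_{n+1}=(2\cos\theta-e^{-i\theta}+V_n)u(n)-u(n-1)=e^{i\theta}u(n)-u(n-1)+V_nu(n)=e^{i\theta}z_n+V_nu(n).$$
Moreover $\mathrm{Im}(e^{i\theta}z_n)=\mathrm{Im}(e^{i\theta}u(n)-u(n-1))=\sin\theta\,u(n)$, so $|u(n)|\le|z_n|/\sin\theta$. Therefore
$$|z_{n+1}|\ge\Big(1-\frac{|V_n|}{\sin\theta}\Big)|z_n|.\tag{1.1}$$
No $z_n$ vanishes. Indeed $z_n=0$ gives $u(n)=0$ by the last bound and then $u(n-1)=0$, and two consecutive zeros give $u\equiv0$. Choose $n_0\ge1$ with $|V_n|\le\frac{\sin\theta}{4n}$ for $n\ge n_0$. Since $\log(1-x)\ge-\frac{x}{1-x}\ge-\frac43x$ for $0\le x\le\frac14$,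
$$|z_n|\ge|z_{n_0}|\prod_{m=n_0}^{n-1}\Big(1-\frac1{4m}\Big)\ge|z_{n_0}|\exp\Big(-\frac13\sum_{m=n_0}^{n-1}\frac1m\Big)\ge c\,n^{-1/3},\qquad c>0,\ n>n_0 .$$
Hence $\sum|z_n|^2=\infty$. But $|z_n|\le|u(n)|+|u(n-1)|$ is square summable, a contradiction. $\square$

Three features deserve attention. First, the constant in (1.1) is $\sin\theta$, which is half the derivative of $-2\cos\theta$. It vanishes exactly at the band edges, where the argument says nothing. Second, the decay $o(|n|^{-1})$ enters only to beat the rate $n^{-1/2}$. Third, if we knew in advance that $u$ decays exponentially, then $V_n\to0$ alone would suffice in (1.1).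

What changes when $d\ge2$? The set of frequencies $\theta$ with $-2\sum_j\cos\theta_j=E$ is now in general a hypersurface instead of two points, so $\sin\theta$ has to be replaced by the length of the vector $(\sin\theta_1,\dots,\sin\theta_d)$. More seriously, two neighboring values of $u$ no longer determine the solution, and there is no scalar recursion like (1.1). We shall have to prove separately that an $\ell^2$ solution decays exponentially, and that exponentially decaying solutions vanish. The second part was free in dimension one, and it is the harder part now.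

## 2. The statement for $d\ge2$, and examples at its edges

Let $H_V=-\Delta+V$ on $\ell^2(\mathbb Z^d)$, with $(\Delta u)_n=\sum_{j=1}^d(u_{n+e_j}+u_{n-e_j})$ and $|n|=(n_1^2+\dots+n_d^2)^{1/2}$. We write $u_n$ or $u(n)$ for the values of a sequence. Put $H_0=-\Delta$ and, for $\zeta\in\mathbb C^d$,
$$\omega(\zeta)=-2\sum_j\cos\zeta_j,\qquad \sin\zeta=(\sin\zeta_1,\dots,\sin\zeta_d),\qquad\varepsilon:=-E/2 .$$
By Fourier series (Plancherel), $H_0$ is unitarily equivalent to multiplication by $\omega(\theta)$ on $L^2(\mathbb T^d)$, so its spectrum is $[-2d,2d]$. If $V_n\to0$, multiplication by $V$ is compact, and by Weyl's theorem the essential spectrum of $H_V$ is also $[-2d,2d]$. An eigenvalue inside it is called embedded.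

**Definition (thresholds).** The thresholds are $E_k=-2d+4k$, $k=0,\dots,d$. They are the critical values of $\omega$ on $\mathbb T^d$, because $\nabla\omega=2\sin\theta$ vanishes exactly when every $\cos\theta_j=\pm1$. For example, for $d=2$ they are $-4,0,4$.

**Definition (the constant $\gamma$).** For non-threshold $E\in(-2d,2d)$,
$$\gamma(E):=\min\Big\{\Big(\sum_j\sin^2\theta_j\Big)^{1/2}:\ \theta\in\mathbb T^d,\ \omega(\theta)=E\Big\}>0 .$$
It is positive because $\sin\theta=0$ would make $\omega(\theta)$ a threshold.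

In the continuum, a classical result of Kato says that $-\Delta+V$ on $L^2(\mathbb R^d)$ with $V(x)=o(|x|^{-1})$ has no positive eigenvalues embedded in $[0,\infty)$. On the lattice, Wigner–von Neumann potentials satisfy $V_n=O(|n|^{-1})$ and can produce eigenvalues in the interior of the essential spectrum. For $d=1$, $V_n=o(|n|^{-1})$ is the sharp decay condition ensuring that this interior is purely absolutely continuous. The question for $d\ge2$ comes from David Damanik and Zhiyan Zhao, "Ballistic Transport for Discrete Multi-Dimensional Schrödinger Operators With Decaying Potential", arXiv:2507.04988 (2025), where a discrete analogue of Kato's result in dimensions $d\ge2$ is described as not yet known. The precise form of an analogue is not fixed there. The following formulation is a natural one, and it excludes the thresholds, which have no counterpart in $(0,\infty)$.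

**Theorem 2 (answer).** Let $d\ge2$ and let $V$ be real with $V_n=o(|n|^{-1})$. Then $H_V$ has no eigenvalue in $(-2d,2d)\setminus\{E_0,\dots,E_d\}$.

**Theorem 3 (stronger form).** Let $d\ge2$. In (a) and (b), $V$ may be complex valued and $u$ solves $-\Delta u+Vu=Eu$ on $\mathbb Z^d$.

(a) If $E\in(-2d,2d)$ is not a threshold, $\limsup|n||V_n|<\gamma(E)$ and $u\in\ell^2$, then $u=0$. Moreover $\gamma(E)=\frac12\sqrt{(E-E_k)(E_{k+1}-E)}$ for $E_k<E<E_{k+1}$.

(b) If $E\in(-2d,2d)$ (thresholds allowed), $V_n=o(|n|^{-1/2})$ and $e^{\alpha|n|}u\in\ell^2$ for some $\alpha>0$, then $u=0$.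

(c) Every threshold $E_k$, $0\le k\le d$, is an eigenvalue of $H_V$ for some real $V=O(|n|^{-2})$. Every real $E$ with $|E|>2d$ is an eigenvalue for some real $V$ supported at $0$. Hence, for $E\in\mathbb R$: no real $V=o(|n|^{-1})$ has $E$ as an eigenvalue if and only if $E\in(-2d,2d)\setminus\{E_0,\dots,E_d\}$. Finally, $o(|n|^{-1})$ cannot be replaced by $O(|n|^{-1})$: each non-threshold energy $-2(d-1)+4k$, $0\le k\le d-1$, is an eigenvalue for some real $V=O(|n|^{-1})$.

It is not claimed that the constant $\gamma(E)$ in (a) is optimal. Theorem 2 is the case $\limsup|n||V_n|=0$ of (a).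

The simplest case is $V=0$: then $(\omega(\theta)-E)\hat u(\theta)=0$, and since the zero set of a nonzero real trigonometric polynomial has measure zero, $\hat u=0$. The next simplest cases go in the opposite direction, and they prove (c). The trick is to choose $u$ first and read off $V$.

**Proof of Theorem 3(c), granted Theorem 2.** Let $\langle n\rangle=(1+|n|^2)^{1/2}$ and $w(n)=\langle n\rangle^{-s}$ with $s>d/2$. Then $w\in\ell^2$ and $w>0$. First differences of $w$ along $e_j$ are $O(\langle n\rangle^{-1})w$ and second differences are $O(\langle n\rangle^{-2})w$.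

*Thresholds.* Let $\sigma\in\{\pm1\}^d$ have $k$ entries equal to $-1$, and let $u(n)=\prod_j\sigma_j^{n_j}\,w(n)$. Put $E=-2\sum_j\sigma_j=-2(d-2k)=E_k$. Since $u$ has no zeros, $-\Delta u+Vu=Eu$ holds with
$$V_n=E+\frac{(\Delta u)_n}{u(n)}=\sum_j\sigma_j\frac{w(n+e_j)+w(n-e_j)-2w(n)}{w(n)}=O(|n|^{-2}).$$

*Outside the band.* Let $|E|>2d$ and $u=(H_0-E)^{-1}\delta_0$, which is real. Since $H_0-E$ is definite, $u(0)=\langle\delta_0,(H_0-E)^{-1}\delta_0\rangle\ne0$. With $V=-u(0)^{-1}\delta_0$ we get $Vu=-\delta_0$, so $(H_0+V-E)u=0$. Together with Theorem 2 these two examples give the stated equivalence.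

*Decay $O(|n|^{-1})$.* Let $f(m)=\sqrt2\cos(\frac{\pi m}2-\frac\pi4)$. Its values at $m=0,1,2,3$ are $1,1,-1,-1$, then they repeat, and $f(m+1)+f(m-1)=0$. For signs $\sigma_2,\dots,\sigma_d$ let $u(n)=f(n_1)\prod_{j\ge2}\sigma_j^{n_j}\,w(n)$. It lies in $\ell^2$ and is nowhere zero. In the direction $e_1$, $f(n_1+1)w(n+e_1)+f(n_1-1)w(n-e_1)=f(n_1+1)\big(w(n+e_1)-w(n-e_1)\big)$. So with $E=-2\sum_{j\ge2}\sigma_j$ the equation holds for the real potential
$$V_n=\frac{f(n_1+1)}{f(n_1)}\,\frac{w(n+e_1)-w(n-e_1)}{w(n)}+\sum_{j\ge2}\sigma_j\frac{w(n+e_j)+w(n-e_j)-2w(n)}{w(n)}=O(|n|^{-1}).$$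
Here $E$ is any of the values $-2(d-1)+4k$, $0\le k\le d-1$. Since $E+2d=2+4k$ is not a multiple of $4$, it is not a threshold. $\square$

**Proof of the formula for $\gamma$.** With $c_j=\cos\theta_j$,
$$\gamma^2=d-\max\Big\{\sum_jc_j^2:\ c\in[-1,1]^d,\ \sum_jc_j=\varepsilon\Big\}.$$
At a maximizer at most one $c_j$ lies in $(-1,1)$. If $c_i,c_j$ both did, the strictly convex function $s\mapsto(c_i+s)^2+(c_j-s)^2$ would have a local maximum at $s=0$, which is impossible. So $d-1$ coordinates are signs, with sum $m\in\{-(d-1),-(d-3),\dots,d-1\}$, and the remaining one is $\varepsilon-m\in[-1,1]$. If $E_k<E<E_{k+1}$, then $d-2k-2<\varepsilon<d-2k$, and the only admissible value is $m=d-2k-1$. Hence $\gamma^2=1-(\varepsilon-m)^2=(m+1-\varepsilon)(\varepsilon-m+1)$. Since $E_k=-2(m+1)$ and $E_{k+1}=-2(m-1)$, this is $\frac14(E-E_k)(E_{k+1}-E)$. $\square$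

For example, for $d=2$ and $E=2$ we get $\gamma=\frac12\sqrt{2\cdot2}=1$, attained at $(\cos\theta_1,\cos\theta_2)=(-1,0)$.

## 3. Difference operators and conjugation by exponential weights

Inner products are antilinear in the first slot. Let $(T_ju)(n)=u(n+e_j)$ and $T^m=\prod_jT_j^{m_j}$, and let a function $f$ on $\mathbb Z^d$ act by multiplication. Moving a shift past a function shifts the function, so $T_j^*f=f(\cdot-e_j)T_j^*$ and
$$[fT^m,gT^{m'}]=\big(f\,(g(\cdot+m)-g)-g\,(f(\cdot+m')-f)\big)T^{m+m'}.\tag{3.1}$$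
To check this, expand: the left side is $\big(f\,g(\cdot+m)-g\,f(\cdot+m')\big)T^{m+m'}$. Thus commutators involve only first differences of coefficients. For example, $[T_1,n_1T_1]=T_1^2$. An operator of finite range with bounded coefficients is bounded, with norm at most the sum of the suprema of its coefficients.

Let $\psi$ be real on $\mathbb Z^d$ with $\delta_j(n)=\psi(n+e_j)-\psi(n)$ bounded. Since $e^\psi T_je^{-\psi}=e^{-\delta_j}T_j$ and $e^\psi T_j^*e^{-\psi}=T_j^*e^{\delta_j}$, splitting $e^{\pm\delta_j}=\cosh\delta_j\pm\sinh\delta_j$ gives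
$$e^\psi H_0e^{-\psi}=A+iB,\tag{3.2}$$
$$A=-\sum_j(\cosh\delta_j\,T_j+T_j^*\cosh\delta_j),\qquad B=-i\sum_j(\sinh\delta_j\,T_j-T_j^*\sinh\delta_j).$$
Both $A$ and $B$ are bounded and self-adjoint. If $\psi(n)=\eta\cdot n$, then $A+iB$ has symbol $\omega(\theta+i\eta)$, with real part $-2\sum_j\cosh\eta_j\cos\theta_j$ and imaginary part $2\sum_j\sinh\eta_j\sin\theta_j$.

## 4. From $\ell^2$ to exponential decay: the commutator with $\sum_jn_j\sin\theta_j$

**Proposition 4.** Let $E\in(-2d,2d)$ be non-threshold, $q:=\limsup|n||V_n|<\gamma:=\gamma(E)$, $u\in\ell^2$ and $(H_0+V-E)u=0$. Then $e^{\alpha|n|}u\in\ell^2$ for some $\alpha>0$.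

What replaces (1.1)? Put $y_j=n_j+\frac12$, $W_j=-i(T_j-T_j^*)$ (symbol $2\sin\theta_j$) and, formally, $D^0=-i\sum_j(y_jT_j-T_j^*y_j)$. We shall see that $i[H_0,D^0]=\sum_jW_j^2$. Write $\|Wv\|^2=\sum_j\|W_jv\|^2$ and $|Wv(n)|^2=\sum_j|W_jv(n)|^2$. Since $H_0u=(E-V)u$, taking the expectation of the commutator in $u$ gives, formally, $\|Wu\|^2=2\,\mathrm{Im}\langle Vu,D^0u\rangle$. And $D^0u\approx\sum_jn_jW_ju$, so if $|n||V_n|\le q$ everywhere the right side is about $2q\|u\|\|Wu\|$ at most. On the other hand $\|Wu\|$ is at least about $2\gamma\|u\|$, because $u$ lives near $\{\omega=E\}$. These would be incompatible for $q<\gamma$. But $V$ is controlled only for $|n|\ge R$, and all we obtain honestly is that $\|u\|$ is bounded by a constant times the mass of $u$ in a ball. That is no contradiction. The way out is to run the same estimate for $e^\psi u$ with a growing weight $\psi$: a bound by local mass, uniform in the weight, is a decay statement.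

**Proof.** Below, $C$ is a constant independent of $N,\alpha,R$ and of a regularization parameter $\epsilon$. $C_R$ may also depend on $R$. Both may change from line to line.

**Step 1. A bounded weight that imitates $\alpha\langle n\rangle$.** Let $\chi_1\in C^\infty(\mathbb R)$ be nondecreasing, $0$ on $(-\infty,1]$ and $1$ on $[2,\infty)$. For $\alpha\in(0,1]$ and $N\ge1$ let
$$g(s)=\alpha\int_0^s\big(1-\chi_1(\sigma/N)\big)d\sigma,\qquad\psi(n)=g(\langle n\rangle)=G(|n|^2),\qquad G(t)=g(\sqrt{1+t}).$$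
Then $0\le g'\le\alpha$, and $g'=0$ on $[2N,\infty)$. Also $|g''(s)|\le C\alpha/s$, since $g''$ is $O(\alpha/N)$ and lives where $N\le s\le2N$. With $s=\sqrt{1+t}$, $G'=g'/(2s)$ and $G''=g''/(4s^2)-g'/(4s^3)$, so
$$0\le G'(|x|^2)\le\frac{\alpha}{2\langle x\rangle},\qquad|G''(|x|^2)|\le C\alpha\langle x\rangle^{-3}.$$
Since $|n+e_j|^2-|n|^2=2y_j$, the fundamental theorem of calculus gives
$$\delta_j=y_jM_j,\qquad M_j(n)=2\int_0^1G'(|n|^2+2sy_j)\,ds\ge0 .$$
Put $M(n)=2G'(|n|^2)\ge0$. The argument of $G'$ lies between $|n|^2$ and $|n+e_j|^2$, and $\langle n\pm e_j\rangle$ is comparable to $\langle n\rangle$. The mean value theorem therefore gives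
$$|M_j(n)-M(n)|+|M_j(n-e_j)-M(n)|\le C\langle n\rangle\cdot\alpha\langle n\rangle^{-3}=C\alpha\langle n\rangle^{-2}.\tag{4.1}$$
Since $\langle\cdot\rangle$ is $1$-Lipschitz, $|\delta_j|\le\alpha$. Since the Hessian of $x\mapsto g(\langle x\rangle)$ is $O(\alpha/\langle x\rangle)$, $|\delta_j(n\pm e_k)-\delta_j(n)|\le C\alpha/\langle n\rangle$.

**Step 2. The commutator identity.** We want a conjugate operator that fits the weight. Let $S(t)=\sinh t/t$ (with $S(0)=1$) and $z_j=y_jS(\delta_j)$, so that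
$$\sinh\delta_j=\delta_jS(\delta_j)=M_jz_j .$$
Thus $B$ is nearly $M$ times the operator with coefficients $z_j$, and $M\ge0$. This will give a sign in Step 5. To keep things bounded, let $\kappa\in C_c^\infty([0,\infty))$, $0\le\kappa\le1$, $\kappa=1$ on $[0,1]$, $\kappa=0$ on $[2,\infty)$, let $\kappa_\epsilon(n)=\kappa(\epsilon|n|)$ with $0<\epsilon\le1$, and put
$$D_\epsilon=-i\sum_j(\kappa_\epsilon z_jT_j-T_j^*\kappa_\epsilon z_j),\qquad D^0_\epsilon=-i\sum_j(\kappa_\epsilon y_jT_j-T_j^*\kappa_\epsilon y_j).$$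
Both are bounded and self-adjoint. Let $v=e^\psi u\in\ell^2$ ($\psi$ is bounded). Conjugating the equation, $Av=(E-V)v-iBv$. Hence
$$\langle v,i[A,D_\epsilon]v\rangle=-2\,\mathrm{Im}\langle Av,D_\epsilon v\rangle=2\,\mathrm{Im}\langle Vv,D_\epsilon v\rangle-2\,\mathrm{Re}\langle Bv,D_\epsilon v\rangle,\tag{4.2}$$
because $E\langle v,D_\epsilon v\rangle$ is real and $\langle-iBv,D_\epsilon v\rangle=i\langle Bv,D_\epsilon v\rangle$. Write $A=H_0+A'$, where $A'$ has coefficients built from $a_j=\cosh\delta_j-1=O(\alpha^2)$.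

**Step 3. The main commutator tends to $\sum_jW_j^2$.** With $f_j=\kappa_\epsilon y_j$ we have $i[H_0,D_\epsilon^0]=-\sum_{k,j}[T_k+T_k^*,f_jT_j-T_j^*f_j]$. By (3.1) its coefficients are (possibly shifted) first differences of $\kappa_\epsilon y_j$. They are bounded uniformly in $\epsilon$, since $|\nabla(\kappa(\epsilon|x|)(x_j+\frac12))|\le C$. As $\epsilon\to0$ they converge pointwise to the coefficients of the formal commutator with $\kappa_\epsilon\equiv1$. By dominated convergence, $i[H_0,D_\epsilon^0]$ converges strongly. In the limit the terms with $k\ne j$ vanish, as $y_j$ depends only on $n_j$. For $k=j$, dropping the index, (3.1) gives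
$$[T,yT]=T^2,\quad[T,T^*y]=1,\quad[T^*,yT]=-1,\quad[T^*,T^*y]=-T^{*2},$$
so $[T+T^*,yT-T^*y]=T^2-2+T^{*2}$. The limit is $\sum_j(2-T_j^2-T_j^{*2})=\sum_jW_j^2$, and $\langle v,i[H_0,D^0_\epsilon]v\rangle\to\|Wv\|^2$.

**Step 4. The other commutators are $O(\alpha^2)$.** The operator $D_\epsilon-D_\epsilon^0$ has coefficients $\kappa_\epsilon y_j(S(\delta_j)-1)$. Since $S(t)-1=O(t^2)$ and $S'(t)=O(t)$ for $|t|\le1$, we have $|S(\delta_j)-1|\le C\alpha^2$ and $|S(\delta_j(n\pm e_k))-S(\delta_j(n))|\le C\alpha\cdot\alpha/\langle n\rangle$. As $\kappa_\epsilon y_j$ is $O(\langle n\rangle)$ with bounded differences, the first differences of $\kappa_\epsilon y_j(S(\delta_j)-1)$ are $O(\alpha^2)$, so $\|[H_0,D_\epsilon-D^0_\epsilon]\|\le C\alpha^2$. The coefficients of $A'$ are $O(\alpha^2)$ with first differences $O(\alpha^2/\langle n\rangle)$, and those of $D_\epsilon$ are $O(\langle n\rangle)$ with bounded first differences. In (3.1) every product is then $O(\alpha^2)$, and $\|[A',D_\epsilon]\|\le C\alpha^2$.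

**Step 5. The term with $B$ has a good sign.** The coefficients of $B$ at $n$ vanish for $|n|\ge2N+2$. So for small $\epsilon$ (depending on $N$) we may replace $D_\epsilon v$ in $\langle Bv,D_\epsilon v\rangle$ by $Dv$, the formal expression with $\kappa_\epsilon\equiv1$. Since $\sinh\delta_j=M_jz_j$,
$$(Bv-MDv)(n)=-i\sum_j\big[(M_j(n)-M(n))z_j(n)v(n+e_j)-(M_j(n-e_j)-M(n))z_j(n-e_j)v(n-e_j)\big].$$
By (4.1) and $|z_j|\le C\langle n\rangle$ this is at most $C\alpha\langle n\rangle^{-1}\sum_{j,\pm}|v(n\pm e_j)|$ in modulus, while $|Dv(n)|\le C\langle n\rangle\sum_{j,\pm}|v(n\pm e_j)|$. As $M$ and $Bv$ have finite support,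
$$\mathrm{Re}\langle Bv,D_\epsilon v\rangle\ge\sum_nM(n)|Dv(n)|^2-C\alpha\|v\|^2\ge-C\alpha\|v\|^2 .$$

**Step 6. The potential term.** We compare $D_\epsilon v$ with $\sum_jn_jW_jv$. We have $|(\kappa_\epsilon z_j)(n)-\kappa_\epsilon(n)n_j|\le C+C\alpha^2\langle n\rangle$. The same holds for $(\kappa_\epsilon z_j)(n-e_j)-\kappa_\epsilon(n)n_j$, because $|\kappa_\epsilon(n-e_j)-\kappa_\epsilon(n)||n|\le C$: the difference is $O(\epsilon)$ and vanishes for $|n|>2/\epsilon+1$. Since $|\sum_jn_jW_jv(n)|\le|n||Wv(n)|$,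
$$|D_\epsilon v(n)|\le|n||Wv(n)|+C(1+\alpha^2\langle n\rangle)\sum_{j,\pm}|v(n\pm e_j)| .$$
Fix $q<q'<\gamma'<\gamma$. For $R\ge1$ large, $|n||V_n|\le q'$ when $|n|\ge R$. Put $L^2=\sum_{|n|\le R+1}|v(n)|^2$. Splitting the sum at $|n|=R$,
$$2|\langle Vv,D_\epsilon v\rangle|\le2q'\|v\|\|Wv\|+C(R^{-1}+\alpha^2)\|v\|^2+C_RL^2 .$$
Insert Steps 3–6 in (4.2) and let $\epsilon\to0$. With $\mu:=C(\alpha+R^{-1})$,
$$\|Wv\|^2\le2q'\|v\|\|Wv\|+\mu\|v\|^2+C_RL^2.\tag{4.3}$$

**Step 7. A lower bound for $\|Wv\|$.** The compact set $\{\theta:\sum_j\sin^2\theta_j\le\gamma'^2\}$ does not meet $\{\omega=E\}$, so $|\omega-E|$ is bounded below on it. Hence for some $C_1$,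
$$4\sum_j\sin^2\theta_j\ge4\gamma'^2-C_1(\omega(\theta)-E)^2\qquad\text{on }\mathbb T^d,$$
and by Plancherel $\|Wv\|^2\ge4\gamma'^2\|v\|^2-C_1\|(H_0-E)v\|^2$. Now $(H_0-E)v=-(A'+iB+V)v$ with $\|A'\|\le C\alpha^2$, $\|B\|\le C\alpha$ and $\|Vv\|^2\le CR^{-2}\|v\|^2+C_RL^2$. Enlarging $C$ in $\mu$,
$$\|Wv\|^2\ge(4\gamma'^2-\mu)\|v\|^2-C_RL^2.\tag{4.4}$$

**Step 8. Closing.** Completing the square in (4.3), $(\|Wv\|-q'\|v\|)^2\le(q'^2+\mu)\|v\|^2+C_RL^2$, so $\|Wv\|\le(2q'+\sqrt\mu)\|v\|+C_RL$. From (4.4), $2\gamma'\|v\|\le\|Wv\|+\sqrt\mu\|v\|+C_RL$. Adding,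
$$(2\gamma'-2q'-2\sqrt\mu)\|v\|\le C_RL .$$
Fix $R$ large and then $\alpha$ small, so that $2\sqrt\mu<\gamma'-q'$. Since $\psi\le\alpha(R+2)$ on $\{|n|\le R+1\}$, $\|e^{\psi}u\|\le C_Re^{\alpha(R+2)}\|u\|$, uniformly in $N$. As $N\to\infty$, $\psi$ increases to $\alpha\langle n\rangle$, and monotone convergence gives $e^{\alpha\langle n\rangle}u\in\ell^2$. $\square$

Under the hypotheses of Theorem 3(a), $V=O(|n|^{-1})=o(|n|^{-1/2})$, so Proposition 4 and Theorem 3(b) together give Theorem 3(a), and with it Theorem 2. It remains to prove (b).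

## 5. The convex set of exponents

From here to the end we assume: $E\in(-2d,2d)$, $V_n=o(|n|^{-1/2})$ (so $V$ is bounded), $(H_0+V-E)u=0$, $u\neq0$, and $e^{\alpha|n|}u\in\ell^2$ with $\alpha>0$. We look for a contradiction.

**Definition (exponents).** $K=\{\eta\in\mathbb R^d:\ e^{\eta\cdot n}u\in\ell^2\}$. We write $K^\circ$ for its interior.

For example, for the function $e^{-b|n_1|-c|n_2|}$ on $\mathbb Z^2$ with $b,c>0$, geometric series show that this set is the open rectangle $(-b,b)\times(-c,c)$. So corners are possible for such sets in general.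

The set $K$ is convex, because $e^{(s\eta+(1-s)\eta')\cdot n}\le se^{\eta\cdot n}+(1-s)e^{\eta'\cdot n}$, and it contains $\overline B(0,\alpha)$.

**$K\ne\mathbb R^d$.** Suppose $te_1\in K$ with $t>0$, and let $w=e^{tn_1}u\in\ell^2$. The equation at the site $n+e_1$ can be solved for $u(n)$:
$$u(n)=-u(n+2e_1)-\sum_{j\ge2,\pm}u(n+e_1\pm e_j)+(V_{n+e_1}-E)u(n+e_1).$$
Multiply by $e^{tn_1}$. The site $n+2e_1$ contributes $e^{-2t}$ times a shift of $w$, and the other sites contribute $e^{-t}$. Hence $\|w\|\le(e^{-2t}+C_0e^{-t})\|w\|$ with $C_0=2d-2+\|V\|_\infty+|E|$. For $t$ large this forces $w=0$, contrary to $u\ne0$. So $te_1\notin K$ for large $t$, and $\partial K\neq\emptyset$.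

For $a\in K^\circ$ put $\rho(a)=\mathrm{dist}(a,\partial K)\in(0,\infty)$. The ball $B(a,\rho(a))$ is connected, contains a point of $K^\circ$ and misses $\partial K$, so $B(a,\rho(a))\subset K^\circ$.

**Decay on compact sets.** If $Q\subset K^\circ$ is compact, there is $C_Q$ with
$$|u(n)|\le C_Qe^{-\eta\cdot n}\qquad\text{for all }n\in\mathbb Z^d,\ \eta\in Q.\tag{5.1}$$
Indeed $Q$ is covered by finitely many small cubes contained in $K^\circ$, so it lies in the convex hull of their vertices $\eta^{(l)}\in K$. Since $e^{\eta\cdot n}\le\max_le^{\eta^{(l)}\cdot n}$, we may take $C_Q=\max_l\|e^{\eta^{(l)}\cdot n}u\|$.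

## 6. Balls touching $\partial K$ from inside

The idea is to look at a boundary point $\eta_0$ of $K$ that is touched by a ball $B(a,\rho)\subset K$, at direction $x_0$ from the center. There $u$ fails to decay any faster, and only near the direction $x_0$. The free waves with this decay are $e^{i\zeta\cdot n}$ with $\mathrm{Im}\,\zeta=\eta_0$ and $\omega(\zeta)=E$. The next lemma says that such a wave must exist and that, in addition, its gradient $\nabla\omega(\zeta)=2\sin\zeta$ must be parallel to $x_0$.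

**Lemma 5 (touching lemma).** Let $a\in K^\circ$, $\rho=\rho(a)$, $\eta_0=a+\rho x_0\in\partial K$, $|x_0|=1$. Then there is $\zeta\in\mathbb C^d$ with
$$\mathrm{Im}\,\zeta=\eta_0,\qquad\sum_j\cos\zeta_j=\varepsilon,\qquad\sin\zeta\in\mathbb Cx_0 .$$

**Proof.** Suppose there is no such $\zeta$. We shall show that $\eta_0$ is interior to $K$.

**Step 1. Make the touching point unique.** Replace $(a,\rho)$ by $(a+\frac\rho2x_0,\frac\rho2)$. This changes neither $\eta_0$ nor $x_0$, and the new closed ball minus $\eta_0$ lies in the old open ball. So we may assume $\overline B(a,\rho)\setminus\{\eta_0\}\subset K^\circ$.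

**Step 2. Quantify the assumption.** For $|x|=1$ and $s\in\mathbb C^d$ let $\Pi_xs=s-(x\cdot s)x$, where $x\cdot s=\sum_jx_js_j$. The continuous function
$$\Phi(x,\eta,\theta)=\tfrac14|\omega(\theta+i\eta)-E|^2+|\Pi_x\sin(\theta+i\eta)|^2$$
is positive on $\{x_0\}\times\{\eta_0\}\times\mathbb T^d$: a zero would give the forbidden $\zeta=\theta+i\eta_0$. By compactness there are $\varkappa,c_0>0$ with $\Phi\ge2c_0$ whenever $|x|=1$, $|x-x_0|\le\varkappa$, $|\eta-\eta_0|\le\varkappa$.

**Step 3. Better decay away from the direction $x_0$.** Take $\varkappa_1\in(0,\varkappa]$ with $\rho\varkappa_1\le\varkappa/2$. The set $\{a+\rho x:|x|=1,|x-x_0|\ge\varkappa_1/4\}$ is a compact subset of $K^\circ$. Hence for some $\delta_1>0$ so is the set with $\rho$ replaced by $\rho+2\delta_1$. Apply (5.1) to the latter at $\eta=a+(\rho+2\delta_1)\hat n$, where $\hat n=n/|n|$: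
$$|u(n)|\le Ce^{-a\cdot n-(\rho+2\delta_1)|n|}\qquad\text{if }n\ne0,\ |\hat n-x_0|\ge\varkappa_1/4.\tag{6.1}$$

**Step 4. The weight.** We want a weight that grows like $a\cdot n+(\rho+\delta)|n|$ on a large ball, slightly too fast, and like $a\cdot n+(\rho-\delta)|n|$ far away, which is admissible. For $0<\delta\le\min(\delta_1,\varkappa/2,\rho/2)$ and $N\ge1$ let
$$\varphi(x)=\varphi_N(x)=a\cdot x+g(|x|),\qquad g(r)=\int_0^r\big(\rho+\delta-2\delta\chi_1(s/N)\big)ds .$$
Uniformly in $N$: $g'\in[\rho-\delta,\rho+\delta]$, $r|g''|\le C\delta$, and $|\partial^\beta\varphi|\le C|x|^{1-|\beta|}$ for $|x|\ge1$, $1\le|\beta|\le3$. Constants $C,c$ below are independent of $N$. Let $P=e^\varphi H_0e^{-\varphi}=A+iB$ as in (3.2).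

The goal of Steps 5–8 is a Carleman estimate: for $\delta$ small there are $R_0,c>0$, independent of $N$, such that
$$\|(P-E)v\|^2\ge c\,\||n|^{-1/2}v\|^2\tag{6.2}$$
for all $v\in\ell^2$ supported in $\{|n|\ge R_0,\ |\hat n-x_0|\le\varkappa_1\}$.

**Step 5. Reduce to a commutator.** Since $E$ is real and $A,B$ are bounded and self-adjoint, the cross term is $2\,\mathrm{Re}\langle(A-E)v,iBv\rangle=i\langle Av,Bv\rangle-i\langle Bv,Av\rangle$. Hence
$$\|(P-E)v\|^2=\|(A-E)v\|^2+\|Bv\|^2+\langle v,\Gamma v\rangle\ge\langle v,\Gamma v\rangle,\qquad\Gamma:=i[A,B].\tag{6.3}$$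

**Step 6. The leading coefficients of $\Gamma$ form a Poisson bracket.** Write $\varphi_j=\partial_j\varphi$, $\varphi_{jk}=\partial_{jk}\varphi$ and
$$\mathsf A(x,\theta)=-2\sum_j\cosh\varphi_j\cos\theta_j,\qquad\mathsf B(x,\theta)=2\sum_j\sinh\varphi_j\sin\theta_j,$$
so that $\mathsf A+i\mathsf B=\omega(\theta+i\nabla\varphi(x))$. For large $|x|$ put $\delta_j(x)=\varphi(x+e_j)-\varphi(x)=\int_0^1\varphi_j(x+te_j)dt$. The bounds on $\partial^\beta\varphi$ give
$$\delta_j=\varphi_j+O(|x|^{-1}),\quad\nabla\delta_j=\nabla\varphi_j+O(|x|^{-2}),\quad\nabla\delta_j=O(|x|^{-1}),\quad D^2\delta_j=O(|x|^{-2}).$$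
A coefficient of $A$ or $B$ is, up to a constant factor, $\tilde f=\cosh\delta_j$ or $\sinh\delta_j$ evaluated at $x$ or $x-e_j$. Let $f$ be the corresponding $\cosh\varphi_j$ or $\sinh\varphi_j$ at $x$. Then $\tilde f-f=O(|x|^{-1})$. By Taylor's formula, for $|m|_1:=\sum_j|m_j|\le1$, $\tilde f(x+m)-\tilde f(x)=m\cdot\nabla\tilde f(x)+O(|x|^{-2})=m\cdot\nabla f(x)+O(|x|^{-2})$, with $\nabla f=O(|x|^{-1})$. Thus in (3.1)
$$\tilde f(\tilde g(\cdot+m)-\tilde g)-\tilde g(\tilde f(\cdot+m')-\tilde f)=f\,m\cdot\nabla g-g\,m'\cdot\nabla f+O(|x|^{-2}),$$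
where in this display $\tilde g,g$ denote a second such pair of coefficients. For $F=fe^{im\cdot\theta}$ and $G=ge^{im'\cdot\theta}$,
$$i(f\,m\cdot\nabla g-g\,m'\cdot\nabla f)e^{i(m+m')\cdot\theta}=\partial_\theta F\cdot\partial_xG-\partial_xF\cdot\partial_\theta G .$$
Summing over the terms of $A$ and $B$: $\Gamma=\sum_{|m|_1\le2}\Gamma_m(n)T^m$ with $\Gamma_m(n)=\Gamma_m^0(n)+O(|n|^{-2})$, where
$$\sum_m\Gamma_m^0(x)e^{im\cdot\theta}=\partial_\theta\mathsf A\cdot\partial_x\mathsf B-\partial_x\mathsf A\cdot\partial_\theta\mathsf B=:\{\mathsf A,\mathsf B\}(x,\theta),$$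
and $|\Gamma_m^0|\le C|x|^{-1}$, $|\nabla\Gamma_m^0|\le C|x|^{-2}$ (the last bound uses third derivatives of $\varphi$).

**Step 7. The bracket is positive where the symbol of $P-E$ is small.** We have
$$\partial_{\theta_k}\mathsf A=2\cosh\varphi_k\sin\theta_k,\qquad\partial_{x_k}\mathsf B=2\sum_j\varphi_{jk}\cosh\varphi_j\sin\theta_j,$$
$$\partial_{x_k}\mathsf A=-2\sum_j\varphi_{jk}\sinh\varphi_j\cos\theta_j,\qquad\partial_{\theta_k}\mathsf B=2\sinh\varphi_k\cos\theta_k .$$
With $s_j=\sin(\theta_j+i\varphi_j)=\cosh\varphi_j\sin\theta_j+i\sinh\varphi_j\cos\theta_j$,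
$$\{\mathsf A,\mathsf B\}=4\sum_{j,k}\varphi_{jk}\big(\cosh\varphi_j\sin\theta_j\cosh\varphi_k\sin\theta_k+\sinh\varphi_j\cos\theta_j\sinh\varphi_k\cos\theta_k\big)=4\sum_{j,k}\varphi_{jk}s_j\overline{s_k},$$
the last equality because $\varphi_{jk}$ is symmetric, so only $\mathrm{Re}(s_j\overline{s_k})$ contributes. With $r=|x|$ the Hessian of $\varphi$ is $g''\hat x\hat x^T+\frac{g'}r(1-\hat x\hat x^T)$, so
$$r\{\mathsf A,\mathsf B\}=4\big(rg''|\hat x\cdot s|^2+g'|\Pi_{\hat x}s|^2\big).\tag{6.4}$$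
In the cone $|\hat x-x_0|\le\varkappa_1$ we have $\nabla\varphi=a+g'\hat x$, so $|\nabla\varphi-\eta_0|\le\delta+\rho\varkappa_1\le\varkappa$. Step 2 then gives $|\Pi_{\hat x}s|^2\ge2c_0-\frac14|\omega(\theta+i\nabla\varphi)-E|^2$. As $g'\ge\rho/2$,
$$4g'|\Pi_{\hat x}s|^2\ge2\rho|\Pi_{\hat x}s|^2\ge4\rho c_0-\tfrac\rho2|\omega(\theta+i\nabla\varphi)-E|^2 .$$
Since $4r|g''||\hat x\cdot s|^2\le C\delta\le2\rho c_0$ for $\delta$ small, in the cone
$$r\{\mathsf A,\mathsf B\}\ge2\rho c_0-\tfrac\rho2|\omega(\theta+i\nabla\varphi(x))-E|^2.\tag{6.5}$$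
Fix such a $\delta$.

**Step 8. From symbols to operators by freezing coefficients.** The coefficients vary slowly, on scale $|n|$. So we cut $v$ into pieces of size $\ell\ll|n|$, freeze the coefficients on each piece and use Plancherel there.

Let $\chi_0\in C_c^\infty(\mathbb R^d)$ be real with $\sum_{i\in\mathbb Z^d}\chi_0(x-i)^2=1$, let $\chi_i(n)=\chi_0(n/\ell-i)$ with $\ell\ge1$, and assume $R_0\ge C\ell$ with $C$ large. Let $w_i=\chi_iv$. All sums over $i$ below run over those $i$ for which the relevant term is nonzero. For terms involving $n_i$ this means $w_i\ne0$, and then $n_i$ is a chosen point with $w_i(n_i)\ne0$. Thus $|n_i|\ge R_0$ and $|\hat n_i-x_0|\le\varkappa_1$. Every $x$ in the convex hull of the $2$-neighborhood of $\operatorname{supp}\chi_i$ satisfies $|x-n_i|\le C\ell$ and $\frac12\le|x|/|n_i|\le2$. These enlarged supports overlap finitely often, uniformly in $\ell$. In this step $C$ does not depend on $\ell$ or $R_0$ either.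

*Cutting.* For $|m|_1\le2$, since $\sum_i\chi_i(n)^2=\sum_i\chi_i(n+m)^2=1$,
$$1-\sum_i\chi_i(n)\chi_i(n+m)=\tfrac12\sum_i(\chi_i(n)-\chi_i(n+m))^2=O(\ell^{-2}).$$
With $|\Gamma_m(n)|\le C|n|^{-1}$ this gives
$$\langle v,\Gamma v\rangle-\sum_i\langle w_i,\Gamma w_i\rangle=\sum_{m,n}\Gamma_m(n)\overline{v(n)}v(n+m)\Big(1-\sum_i\chi_i(n)\chi_i(n+m)\Big)\ge-C\ell^{-2}\||n|^{-1/2}v\|^2 .$$

*Freezing $\Gamma$.* On $\operatorname{supp}w_i$, $|\Gamma_m(n)-\Gamma^0_m(n_i)|\le C|n|^{-2}+C\ell|n_i|^{-2}\le C\ell|n_i|^{-2}$. The constant-coefficient operator $\sum_m\Gamma^0_m(n_i)T^m$ has symbol $\{\mathsf A,\mathsf B\}(n_i,\theta)$, so Plancherel and (6.5) at $x=n_i$ give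
$$\langle w_i,\Gamma w_i\rangle\ge\frac1{|n_i|}\Big(2\rho c_0\|w_i\|^2-\frac\rho2\|(P_i-E)w_i\|^2\Big)-\frac{C\ell}{|n_i|^2}\|w_i\|^2,$$
where $P_i$ is the operator with constant symbol $\omega(\theta+i\nabla\varphi(n_i))$.

*Comparing $P_i$ with $P$.* We have
$$(P_i-E)w_i=\chi_i(P-E)v+[P,\chi_i]v+(P_i-P)w_i .$$
The coefficients $e^{-\delta_j(n)}$, $e^{\delta_j(n-e_j)}$ of $P$ differ from those of $P_i$ by $O(\ell|n_i|^{-1})$ near $\operatorname{supp}\chi_i$, so $\|(P_i-P)w_i\|\le C\ell|n_i|^{-1}\|w_i\|$. Also $|[P,\chi_i]v(n)|\le C\ell^{-1}\sum_{j,\pm}|v(n\pm e_j)|$, and this vanishes unless $n$ is within distance $1$ of $\operatorname{supp}\chi_i$. Summing over $i$ with finite overlap, and using that $|n_i|$ is comparable to $|n|$ and at least $R_0$,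
$$\sum_i\frac{\|(P_i-E)w_i\|^2}{|n_i|}\le\frac C{R_0}\|(P-E)v\|^2+C(\ell^{-2}+\ell^2R_0^{-2})\||n|^{-1/2}v\|^2 .$$

*Adding up.* Since $|n_i|\le2|n|$ on $\operatorname{supp}w_i$, $\sum_i|n_i|^{-1}\|w_i\|^2\ge\frac12\||n|^{-1/2}v\|^2$. Similarly $\sum_i\ell|n_i|^{-2}\|w_i\|^2\le C\ell R_0^{-1}\||n|^{-1/2}v\|^2$. Altogether
$$\langle v,\Gamma v\rangle\ge\big(\rho c_0-C\ell^{-2}-C\ell R_0^{-1}-C\ell^2R_0^{-2}\big)\||n|^{-1/2}v\|^2-CR_0^{-1}\|(P-E)v\|^2 .$$
Take $\ell$ large, then $R_0$ large, and combine with (6.3): the last term is absorbed on the left, and (6.2) follows.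

**Step 9. Apply the estimate to $u$, cut off to the cone.** Let $\chi=\chi_c(\hat n)\chi_R(n)$ with values of both factors in $[0,1]$. Here $\chi_c$ is smooth on the sphere, $\chi_c=1$ for $|\hat n-x_0|\le\varkappa_1/3$ and $\chi_c=0$ for $|\hat n-x_0|\ge\varkappa_1/2$. Further, $\chi_R=0$ for $|n|\le R$ and $\chi_R=1$ for $|n|\ge2R$, with $R\ge R_0$. Let $w=\chi u$. Then
$$(H_0-E)w=-Vw+f,\qquad f(n)=-\sum_{j,\pm}(\chi(n\pm e_j)-\chi(n))u(n\pm e_j).$$

*The error $f$ is harmless.* Let $|n|>2R+1$ and suppose a term of $f(n)$ is nonzero. Then $\chi_R=1$ at both points, so the direction of $n$ or of $n\pm e_j$ is at distance at least $\varkappa_1/3$ from $x_0$. For $R$ large the direction of $n\pm e_j$ is then at distance at least $\varkappa_1/4$. By (6.1), $\varphi_N(n)\le a\cdot n+(\rho+\delta)|n|$ and $\delta\le\delta_1$, we get $e^{\varphi_N(n)}|u(n\pm e_j)|\le Ce^{-\delta_1|n|}$. For $|n|\le2R+1$, $e^{\varphi_N}\le C_R$. So $\|e^{\varphi_N}f\|\le C_R$, uniformly in $N$.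

*The function $v:=e^{\varphi_N}w$ is in $\ell^2$.* By (5.1) on the compact set $\{a+(\rho-\frac\delta2)x:|x|=1\}\subset K^\circ$, $|u(n)|\le Ce^{-a\cdot n-(\rho-\delta/2)|n|}$. Since the integrand of $g$ exceeds $\rho-\delta$ by at most $2\delta$, and only for $s\le2N$, $\varphi_N(n)\le a\cdot n+(\rho-\delta)|n|+4\delta N$. Hence $|v(n)|\le Ce^{4\delta N}e^{-\delta|n|/2}$.

*The bound.* As $(P-E)v=-Vv+e^{\varphi_N}f$, (6.2) yields
$$\sqrt c\,\||n|^{-1/2}v\|\le\sup_{|n|\ge R}|n|^{1/2}|V_n|\;\||n|^{-1/2}v\|+C_R .$$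
This is where $V_n=o(|n|^{-1/2})$ is used: fix $R$ so large that the supremum is at most $\frac12\sqrt c$. Then $\||n|^{-1/2}e^{\varphi_N}w\|\le C_R$ uniformly in $N$. As $N\to\infty$, $\varphi_N$ increases to $a\cdot n+(\rho+\delta)|n|$, and by monotone convergence $|n|^{-1/2}e^{a\cdot n+(\rho+\delta)|n|}w\in\ell^2$.

**Step 10. $\eta_0$ is interior.** Let $|\eta-\eta_0|<\delta/2$. Then $\eta\cdot n\le a\cdot n+\rho x_0\cdot n+\frac\delta2|n|\le a\cdot n+(\rho+\frac\delta2)|n|$. By Step 9, $e^{\eta\cdot n}u$ is square summable over $\{|\hat n-x_0|\le\varkappa_1/3,\ |n|\ge2R\}$. By (6.1) it is square summable over $\{|\hat n-x_0|\ge\varkappa_1/3\}$. Finitely many sites remain. So $\eta\in K$ for all $\eta$ near $\eta_0$, i.e. $\eta_0\in K^\circ$, contradicting $\eta_0\in\partial K$. $\square$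

## 7. The largest ball around the origin, and the frequencies it leaves

The obvious first attempt is to use Lemma 5 once, with the natural radial weight: $a=0$, and the largest ball around $0$ contained in $K$. In the continuum, the corresponding algebra finishes at once. With the symbol $\sum_j\zeta_j^2$ the three conditions would read $\mathrm{Im}\,\zeta=\rho x_0$, $\sum_j\zeta_j^2=E>0$, $\zeta\in\mathbb Cx_0$. Then $\zeta=zx_0$ with $z^2=E>0$, so $z$ is real and $\rho=0$, which is impossible. Let us do the lattice algebra.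

**Lemma 6.** Let $\alpha>0$, $|x|=1$, $\zeta=\theta+i\alpha x$ with $\theta\in\mathbb R^d$, $\sin\zeta=cx$, $\sum_j\cos\zeta_j=\varepsilon\in(-d,d)$. Let $Y=\{j:x_j\neq0\}$, $Z=\{j:x_j=0\}$, $k=|Y|$. Then $|x_j|=k^{-1/2}$ for $j\in Y$, and $\theta_j\in\pi\mathbb Z$ for all $j$. With $\sigma_j=\cos\theta_j=\pm1$ and $b=\alpha/\sqrt k$ there is $\tau=\pm1$ with $\sigma_j=\tau$ for $j\in Y$, $c=i\tau\sqrt k\sinh b$, and there is $j\in Z$ with $\sigma_j=-\tau$.

**Proof.** Write $c=c_1+ic_2$ and separate real and imaginary parts of $\sin\zeta_j=cx_j$: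
$$\sin\theta_j\cosh(\alpha x_j)=c_1x_j,\qquad\cos\theta_j\sinh(\alpha x_j)=c_2x_j .$$
The imaginary part of $\sum_j\cos\zeta_j=\varepsilon$ gives $0=\sum_j\sin\theta_j\sinh(\alpha x_j)=c_1\sum_jx_j\tanh(\alpha x_j)$. The last sum is positive, so $c_1=0$ and all $\sin\theta_j=0$. For $j\in Y$, $\sigma_j\sinh(\alpha x_j)/x_j=c_2$. The quotient $\sinh(\alpha x_j)/x_j$ is positive, so $c_2\ne0$ and $\sigma_j=\operatorname{sgn}c_2=:\tau$. Since $s\mapsto\sinh(\alpha s)/s$ is strictly increasing on $(0,\infty)$, $|x_j|$ is constant on $Y$, hence equal to $k^{-1/2}$, and $c_2=\tau\sqrt k\sinh b$. Finally the real part of the energy equation is $\tau k\cosh b+\sum_{j\in Z}\sigma_j=\varepsilon$. If $\sigma_j=\tau$ for all $j\in Z$ (in particular if $Z=\emptyset$), then $|\varepsilon|=k\cosh b+d-k>d$, a contradiction. $\square$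

Try it on $d=2$. If $k=2$ then $Z=\emptyset$, which is excluded. So $k=1$, the touching point is $\pm be_1$ or $\pm be_2$, and $\varepsilon=\tau(\cosh b-1)$. For $E=0$ this forces $b=0$: contradiction, and Theorem 3(b) is proved for $d=2$, $E=0$. For every other energy in $(-4,4)$ there is a solution $b>0$, and the attempt stops here. Concretely, for $\varepsilon>0$ and $\cosh b=1+\varepsilon$ take $\zeta=(ib,\pi)$. Then $\cos\zeta_1+\cos\zeta_2=\cosh b-1=\varepsilon$ and $\sin\zeta=(i\sinh b,0)$ is parallel to $e_1$. The wave $e^{-bn_1}(-1)^{n_2}$ solves the free equation. In the language of Section 6, take $\varphi=b|x|$, $x$ on the positive first axis and $\theta=(0,\pi)$. Then the symbol $\omega(\theta+i\nabla\varphi)-E$ vanishes, and so does the bracket (6.4), since $g''=0$ and $\Pi_{\hat x}s=0$. Inequality (6.5) with a positive $c_0$ is false at that point. The culprit is a coordinate $j\in Z$ transverse to the decay: on the lattice $\sin\zeta_j=0$ allows $\zeta_j=\pi$ as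 well as $\zeta_j=0$.

Lemma 5 however may be applied at every center $a$, and we have not used that $K$ is convex near the touching point. Stay with $d=2$, $\varepsilon>0$ and the point $(b,0)$. Near it, suppose that the frequencies given by Lemma 5 are $\zeta=(i\eta_1,\pi+i\eta_2)$. The energy equation then says that touched boundary points lie on the curve
$$\cosh\eta_1-\cosh\eta_2=\varepsilon,\qquad\text{i.e.}\qquad\eta_1=b+\frac{\eta_2^2}{2\sinh b}+O(\eta_2^4),$$
and $\sin\zeta\parallel x$ says that the touching direction $x$ is normal to this curve, whose gradient is $(\sinh\eta_1,-\sinh\eta_2)$. If $\partial K$ were this curve near $(b,0)$, then for small $h>0$ the points $(b+\frac{h^2}{2\sinh b}+O(h^4),\pm h)$ would lie in $\overline K$, hence so would their midpoint, which lies beyond $(b,0)$ on the axis. Together with a ball around $0$ in $K$ this would make $(b,0)$ interior to $K$. So the curve bends the wrong way for a convex set. The sign $-\tau$ of Lemma 6 is what bends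 it.

To turn this into a proof we must deal with two facts. First, $\partial K$ need not be smooth, and we have information only at points touched by interior balls. Second, several frequencies $\zeta$ may compete, and we cannot choose which one Lemma 5 returns.

## 8. Inverse Gauss maps with a negative eigenvalue, against convexity

In general the surface is $\sum_j\sigma_j\cosh\eta_j=\varepsilon$. We parametrize it by the direction $x$ of its normal, $\eta=H(x)$. For a smooth convex boundary the derivative of such a map would be nonnegative. We show that here it has a negative eigenvalue, and we contradict a discrete form of monotonicity.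

**Step 1. The competing frequencies.** Let $\alpha_0=\mathrm{dist}(0,\partial K)\in(0,\infty)$, let $\eta_*\in\partial K$ with $|\eta_*|=\alpha_0$, and $x_*=\eta_*/\alpha_0$. Let $\mathcal Z$ be the set of $\zeta$ (with $\mathrm{Re}\,\zeta\in\mathbb T^d$) such that $\mathrm{Im}\,\zeta=\eta_*$, $\sum_j\cos\zeta_j=\varepsilon$, $\sin\zeta\in\mathbb Cx_*$. By Lemma 5 with $a=0$, $\mathcal Z\neq\emptyset$. By Lemma 6, $\mathcal Z=\{\theta^{(i)}+i\eta_*\}_{i=1}^I$ with $\theta^{(i)}\in\{0,\pi\}^d$, a finite set. The data $Y,Z,k,b=\alpha_0/\sqrt k$ depend only on $\eta_*$, and $Z\ne\emptyset$. For each $i$ there are signs $\sigma^{(i)}_j=\cos\theta^{(i)}_j$ and $\tau_i$, with $\sigma^{(i)}_j=\tau_i$ on $Y$, and an index $j(i)\in Z$ with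
$$\sigma^{(i)}_{j(i)}=-\tau_i .$$

**Step 2. Each frequency continues to a unique branch over nearby directions.** We need this because Lemma 5 will be applied at nearby touching points. Consider the system
$$\sin\zeta_j-cx_j=0\ (1\le j\le d),\qquad\sum_j\cos\zeta_j-\varepsilon=0\tag{8.1}$$
in the unknowns $(\zeta,c)\in\mathbb C^{d+1}$ near $(\zeta^{(i)},c^{(i)})$, where $\zeta^{(i)}=\theta^{(i)}+i\eta_*$ and $c^{(i)}=i\tau_i\sqrt k\sinh b\ne0$. The parameter is $x\in\mathbb R^d$ near $x_*$. Here $\cos\zeta_j^{(i)}=\sigma_j^{(i)}\cosh\eta_{*,j}\neq0$. If $(d\zeta,dc)$ is in the kernel of the linearization, then $d\zeta_j=x_{*,j}\,dc/\cos\zeta_j^{(i)}$ and $c^{(i)}\sum_jx_{*,j}d\zeta_j=0$. So $\big(\sum_jx_{*,j}^2/\cos\zeta_j^{(i)}\big)dc=0$. Only $j\in Y$ contributes to the bracket, where $\cos\zeta_j^{(i)}=\tau_i\cosh b$, so it equals $\tau_i/\cosh b\ne0$. Hence $dc=0$ and $d\zeta=0$. By the implicit function theorem there are neighborhoods $U_i$ of $(\zeta^{(i)},c^{(i)})$ and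 $X$ of $x_*$ such that for $x\in X$ the system has exactly one solution in $U_i$, depending smoothly on $x$.

This solution has constant real part. Consider the real system
$$\sigma_j^{(i)}\sinh\eta_j=\beta x_j,\qquad\sum_j\sigma_j^{(i)}\cosh\eta_j=\varepsilon\tag{8.2}$$
in $(\eta,\beta)\in\mathbb R^{d+1}$. It is (8.1) restricted to $\zeta=\theta^{(i)}+i\eta$, $c=i\beta$, because then $\sin\zeta_j=i\sigma_j^{(i)}\sinh\eta_j$ and $\cos\zeta_j=\sigma_j^{(i)}\cosh\eta_j$. At $x=x_*$ it is solved by $\eta=\eta_*$, $\beta=\tau_i\sqrt k\sinh b$. Its linearization there is injective by the same computation: $d\eta_j=x_{*,j}d\beta/(\sigma_j^{(i)}\cosh\eta_{*,j})$ and $\beta\sum_jx_{*,j}d\eta_j=0$ give $(\tau_i/\cosh b)d\beta=0$. So (8.2) has a smooth solution $\eta=H_i(x)$, $\beta=\beta_i(x)$ with $H_i(x_*)=\eta_*$. Shrinking $X$, by uniqueness the solution of (8.1) in $U_i$ is $\zeta=\theta^{(i)}+iH_i(x)$, $c=i\beta_i(x)$. Finally, if $(\eta,\beta)$ solves (8.2) at $x$, then $(\eta,\beta/s)$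 solves it at $sx$. By uniqueness $H_i(sx)=H_i(x)$ for $s$ near $1$ and $x$ near $x_*$.

**Step 3. The derivative of $H_i$.** Let $\Lambda_i=DH_i(x_*)$. By the scaling invariance $\Lambda_ix_*=0$. For $dx\perp x_*$, differentiating (8.2) at $x_*$ gives
$$\sigma_j\cosh\eta_j\,d\eta_j=\beta\,dx_j+x_jd\beta,\qquad\sum_jx_jd\eta_j=0,$$
where the second equation is $\sum_j\sigma_j\sinh\eta_jd\eta_j=0$ divided by $\beta$. In the second equation only $j\in Y$ matters, and there $\sigma_j\cosh\eta_j=\tau_i\cosh b$. So it reads $(\beta\,x_*\cdot dx+d\beta)/(\tau_i\cosh b)=0$, i.e. $d\beta=0$. On $Z$ we have $\cosh\eta_j=1$. Hence on $x_*^\perp$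
$$d\eta_j=\sqrt k\tanh b\;dx_j\ (j\in Y),\qquad d\eta_j=\sigma_j^{(i)}\tau_i\sqrt k\sinh b\;dx_j\ (j\in Z).\tag{8.3}$$
In particular $\Lambda_i$ preserves $x_*^\perp$, and
$$\Lambda_ie_{j(i)}=\lambda e_{j(i)},\qquad\lambda=-\sqrt k\sinh b<0 .$$

**Step 4. Move the center.** We look at touching points from nearby centers and compute how the touching direction moves. Let $r=\frac12\sqrt k\tanh b$. Since $\alpha_0=\sqrt k\,b$ and $\tanh b<b$, $r\in(0,\alpha_0)$. Put $a_*=(\alpha_0-r)x_*$. As $\overline B(a_*,r)\setminus\{\eta_*\}\subset B(0,\alpha_0)\subset K^\circ$, we have $\rho(a_*)=r$, and $\eta_*$ is the unique point of $\partial K$ nearest to $a_*$. By (8.3) the eigenvalues of $\Lambda_i$ on $x_*^\perp$ are among $2r$ and $\pm\sqrt k\sinh b$, with $\sqrt k\sinh b>2r$. None equals $r$, so $\Lambda_i-r$ is invertible on $x_*^\perp$ for every $i$.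

For $p\in\{0,1,\dots,I\}^Z\subset\mathrm{span}\{e_j:j\in Z\}\subset x_*^\perp$ and small $t>0$ put $a_p=a_*+tp\in K^\circ$, $\rho_p=\rho(a_p)$, and let $a_p+\rho_px_p\in\partial K$ ($|x_p|=1$) be a nearest boundary point. The distance function is $1$-Lipschitz, so $|\rho_p-r|\le Ct$. Any limit point of $a_p+\rho_px_p$ as $t\to0$ lies in $\partial K$ at distance $r$ from $a_*$, so it is $\eta_*$. Hence $x_p\to x_*$.

By Lemma 5 there is $\zeta_p$ with $\mathrm{Im}\,\zeta_p=a_p+\rho_px_p$, $\sum_j\cos(\zeta_p)_j=\varepsilon$ and $\sin\zeta_p=c_px_p$, where $c_p=x_p\cdot\sin\zeta_p$. We take $\mathrm{Re}\,\zeta_p\in\mathbb T^d$. The $\zeta_p$ stay in a compact set as $t\to0$, and by continuity each limit point $\zeta$ satisfies $\mathrm{Im}\,\zeta=\eta_*$, $\sum_j\cos\zeta_j=\varepsilon$, $\Pi_{x_*}\sin\zeta=0$, i.e. $\zeta\in\mathcal Z$. If $\zeta=\zeta^{(i)}$, the corresponding limit of $c_p$ is $x_*\cdot\sin\zeta^{(i)}=c^{(i)}$. So for $t$ small and each of the finitely many $p$,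 $(\zeta_p,c_p)$ lies (mod $2\pi$ in $\mathrm{Re}\,\zeta_p$) in some $U_i$, $i=i(p)$, possibly depending on $t$, and $x_p\in X$. By the uniqueness in Step 2,
$$a_p+\rho_px_p=H_i(x_p),\qquad i=i(p).\tag{8.4}$$

**Step 5. First-order motion of the touching direction.** Put $\xi_p=x_p-x_*$, and let $\Pi$ be the projection onto $x_*^\perp$. From $|x_p|=|x_*|=1$, $\xi_p\cdot x_*=-\frac12|\xi_p|^2$, so $|\xi_p|^2=|\Pi\xi_p|^2+\frac14|\xi_p|^4$ and $|\xi_p|\le2|\Pi\xi_p|$ for small $t$. Expand the right side of (8.4) around $x_*$ and apply $\Pi$. Since $\Pi a_*=\Pi\eta_*=\Pi x_*=0$, $\Pi p=p$ and $\Lambda_i\xi_p=\Lambda_i\Pi\xi_p\in x_*^\perp$,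
$$tp+\rho_p\Pi\xi_p=\Lambda_i\Pi\xi_p+O(|\xi_p|^2),\qquad\text{so}\qquad(\Lambda_i-r)\Pi\xi_p=tp+O(t|\xi_p|+|\xi_p|^2).$$
As $\Lambda_i-r$ is invertible on $x_*^\perp$, $|\xi_p|\le2|\Pi\xi_p|\le C(t+t|\xi_p|+|\xi_p|^2)$. Because $\xi_p\to0$, this gives $|\xi_p|\le Ct$. Take the component $j=j(i(p))\in Z$. It is unaffected by $\Pi$ since $x_{*,j}=0$, and $\Lambda_i$ acts on it as $\lambda$:
$$(\lambda-r)(\xi_p)_j=tp_j+O(t^2),\qquad j=j(i(p)).\tag{8.5}$$
Since $\lambda-r<0$, moving the center in the direction $+e_j$ moves the touching direction toward $-e_j$.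

**Step 6. Convexity forces the opposite.** Let $\nu$, $|\nu|=1$, be the outer normal of a supporting hyperplane of $K$ at $a_p+\rho_px_p$. Since $B(a_p,\rho_p)\subset K$, $\nu\cdot a_p+\rho_p\le\nu\cdot(a_p+\rho_px_p)$. So $\nu\cdot x_p\ge1$, i.e. $\nu=x_p$. Thus $y\cdot x_p\le a_p\cdot x_p+\rho_p$ for all $y\in\overline K$. For another label $p'$, the point $a_{p'}+\rho_{p'}x_p$ lies in $\overline K$, so
$$a_{p'}\cdot x_p+\rho_{p'}\le a_p\cdot x_p+\rho_p .$$
Adding the same inequality with $p$ and $p'$ exchanged, the radii cancel and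
$$(a_p-a_{p'})\cdot(x_p-x_{p'})\ge0.\tag{8.6}$$

**Step 7. The contradiction when there is one frequency.** If $I=1$, take $p=e_{j(1)}$ and $p'=0$. By (8.5), the left side of (8.6) is $t\big((\xi_p)_j-(\xi_{p'})_j\big)=\frac{t^2}{\lambda-r}+O(t^3)$, which is negative for small $t$. That contradicts (8.6).

**Step 8. Several frequencies: pigeonhole.** In general, $p$ and $p'$ may be assigned different branches, with different indices $j(i)$, and (8.5) cannot be subtracted. This is why we took a whole grid of centers. There are $(I+1)^{|Z|}$ points $p$ and $I$ classes $\{p:i(p)=i\}$. Suppose no class $i$ contained two distinct points differing only in coordinate $j(i)$. Then forgetting that coordinate would be injective on each class. Each class would have at most $(I+1)^{|Z|-1}$ points, for a total of at most $I(I+1)^{|Z|-1}<(I+1)^{|Z|}$, which is absurd. So for each small $t$ there are $p,p'$ with the same $i$ and $p-p'=l\,e_j$, $j=j(i)$, with $l\ne0$ an integer. By (8.5),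
$$(a_p-a_{p'})\cdot(x_p-x_{p'})=tl\big((\xi_p)_j-(\xi_{p'})_j\big)=\frac{t^2l^2}{\lambda-r}+O(t^3),$$
with an error uniform over the finitely many $p,p',i$. Since $\lambda-r<0$ and $|l|\ge1$, this is negative for small $t$, contradicting (8.6).

Hence $u=0$, and Theorem 3(b) is proved. With Proposition 4, Theorem 3(a) and Theorem 2 follow, and with Theorem 2 the proof of Theorem 3(c) in Section 2 is complete. $\blacksquare$
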